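# Code Swendsen–Wang dynamics on regular matroids: a polynomial bound on the mixing time

## 1. Binary matroids, regular matroids and their sums

Vector spaces are over $\mathbb F_2$ and finite-dimensional, $\langle X\rangle$ denotes a span, and $V^*$ is the dual of $V$. We identify a subset of a finite set $E$ with its indicator vector in $\mathbb F_2^E$, so that the sum of two subsets is their symmetric difference.

**Definition (binary matroid).** A binary matroid $M$ on a finite set $E$ is given by a family of vectors $(v_e)_{e\in E}$ in a space $V$; zero vectors and repetitions are allowed. Its rank function is $r(S)=\dim\langle v_e:e\in S\rangle$. Its cycle space is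
$$\mathcal C(M)=\Big\{Z\subseteq E:\ \sum_{e\in Z}v_e=0\Big\}\subseteq\mathbb F_2^E .$$
The minimal nonempty cycles are the circuits, and every cycle is a disjoint union of circuits. Two families on $E$ define the same matroid exactly when they have the same cycle space. A loop is an element with $v_e=0$, a coloop is an element in no circuit, and $M$ is simple if the $v_e$ are distinct and nonzero.

Example. Three vectors $u,w,u+w$ with $u,w$ independent form the triangle. Its cycles are $\emptyset$ and the whole set, and its rank is $2$.

Two facts of linear algebra will be used repeatedly. First, the linear map $\mathbb F_2^E\to V$, $\mathbf 1_e\mapsto v_e$, has kernel $\mathcal C(M)$, so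
$$\text{if }(v_e)\text{ and }(u_e)\text{ have the same cycle space, then } v_e\mapsto u_e \text{ extends to a linear isomorphism of the spans.}\tag{1}$$
Second, the image of the transposed map is the annihilator of that kernel:
$$\{(x(v_e))_{e\in E}:x\in V^*\}=\mathcal C(M)^\perp .\tag{2}$$
For the triangle, both sides of (2) are the set of even-weight vectors in $\mathbb F_2^3$.

**Definition (minors, dual).** For $R\subseteq E$ the contraction $M/R$ is represented on $E\setminus R$ by the images of the $v_e$ in $V/\langle v_f:f\in R\rangle$, so $r_{M/R}(X)=r(X\cup R)-r(R)$. The restriction $M|B$ keeps only the vectors indexed by $B$. Minors are obtained by contracting and restricting. The dual $M^*$ has cycle space $\mathcal C(M)^\perp$, and $r^*(S)=|S|+r(E\setminus S)-r(E)$. The circuits of $M^*$ are the cocircuits of $M$.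

Example. Contracting one element of the triangle leaves two equal nonzero vectors, a parallel pair. The dual of the triangle has the even subsets of a 3-set as cycles: it consists of three parallel elements.

**Definition (graphic and cographic matroids).** For a multigraph $G$ and an edge $e$, let $\partial e\in\mathbb F_2^{V(G)}$ be the sum of the indicators of its ends ($0$ for a loop). The matroid $M(G)$ is represented by $(\partial e)$. Its cycle space is the space of even-degree edge sets, $\ker\partial$. The orthogonal complement of that space is the cut space $\{\delta(R):R\subseteq V(G)\}$, where $\delta(R)$ is the set of edges with exactly one end in $R$. The matroid $M^*(G)$ is the dual of $M(G)$. So its cycles are the cuts, and its circuits are the bonds (minimal nonempty cuts). If $G$ is connected and $\delta(V_1)$ is a bond, the subgraphs induced on $V_1$ and on its complement are both connected. A matroid isomorphic to some $M(G)$ is graphic; one isomorphic to some $M^*(G)$ is cographic.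

Example. $M(K_3)$ is the triangle. In $K_4$, the three edges at a vertex form a bond, so they form a triangle in $M^*(K_4)$. Such stars will be important in Section 9.

**Definition (regular matroid).** A matroid is regular if it is representable over every field. Equivalently, it is binary and has no minor isomorphic to the Fano matroid $F_7$ or its dual $F_7^*$. Minors of regular matroids are regular.

Examples. Graphic and cographic matroids are regular. $F_7$ is represented by the seven nonzero vectors of $\mathbb F_2^3$ and is not regular. The matroid $R_{10}$, represented by the ten weight-3 vectors of $\mathbb F_2^5$, is regular. It has rank 5: sums of two of these vectors include all vectors of weight 2, these span the even vectors, and one odd vector supplies the rest. It has no 3-element circuit, because a sum of three odd-weight vectors has odd weight and so is not zero.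

**Definition (sums).** Let $N_1,N_2$ be binary matroids on $X\sqcup T$ and $Y\sqcup T$ with $X\cap Y=\emptyset$. Their sum is the binary matroid $N$ on $X\cup Y$ with
$$\mathcal C(N)=\{C_1+C_2:\ C_i\in\mathcal C(N_i),\ C_1+C_2\subseteq X\cup Y\}.$$
It is a 1-sum if $T=\emptyset$ and $X,Y\ne\emptyset$. It is a 2-sum if $T=\{z\}$, $z$ is neither a loop nor a coloop of $N_1,N_2$, and $|E(N_i)|\ge3$. It is a 3-sum if $|T|=3$, $T$ is a circuit of both and contains no cocircuit of either, and $|E(N_i)|\ge 7$.

Examples. The 2-sum of triangles $\{x_1,x_2,z\}$ and $\{y_1,y_2,z\}$ has cycles $\emptyset$ and $\{x_1,x_2,y_1,y_2\}$: it is a circuit of size four. In graph terms, glue two triangles along $z$ and delete $z$. For a 3-sum, glue two copies of $K_5$ along a triangle $T$ and delete $T$. Each summand has $10\ge7$ elements, and $K_5$ minus the edges of a triangle is connected, so $T$ contains no bond.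

We shall use only three consequences.

- (S1) $|X|,|Y|>|T|$. The cases are: nonempty sets against $0$; at least $2$ against $1$; at least $4$ against $3$.
- (S2) The cycles of $N_1$ contained in $T$ are the cycles of $N_2$ contained in $T$. In a 1-sum or 2-sum only $\emptyset$ occurs, since $z$ is not a loop. In a 3-sum they are $\emptyset$ and $T$.
- (S3) $|T|\in\{0,1,3\}$, and if $|T|=3$ then $T$ is a cycle of both.

Seymour's theorem (P. D. Seymour, *Decomposition of regular matroids*, JCTB 28 (1980), (14.3); Oxley, *Matroid Theory*, 2nd ed., Thm 13.1.1) says that a matroid is regular if and only if it can be constructed by 1-, 2- and 3-sums from graphic matroids, cographic matroids and copies of $R_{10}$. Looking at the last sum performed, and using the "if" direction for its two summands, we get the form used here: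

**(Sey)** Every regular matroid is graphic, cographic, isomorphic to $R_{10}$, or a 1-, 2- or 3-sum of two regular matroids.

## 2. The chain, its mixing time and the random cluster measure

**Definition (code Hamiltonian).** Let $h\in\{0,1\}^{c\times n}$ have rows $h_i$, the checks, indexed by $E=[c]$. Let $\beta_i>0$ be inverse temperatures, $q_i=e^{-2\beta_i}$ and $p_i=1-q_i$. The Gibbs distribution on $\mathbb F_2^n$ is $\pi(x)\propto\exp\big(\sum_i\beta_i(-1)^{h_i\cdot x}\big)$. Let $E(x)=\{i:h_i\cdot x=0\}$ be the set of satisfied checks; then $\pi(x)\propto\prod_{i\notin E(x)}q_i$. If all $\beta_i=\beta$, this is $\pi\propto e^{-\beta H}$ with $H(x)=-\sum_i(-1)^{h_i\cdot x}$.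

**Definition (code Swendsen–Wang dynamics).** From $x$, form $S\subseteq E(x)$ by removing each satisfied check $i$ independently with probability $q_i$. Then draw the new configuration uniformly from $\{y:h_Sy=0\}$, where $h_S$ consists of the rows in $S$. The kernel is denoted by $P$.

Example. If $h$ is the edge-by-vertex incidence matrix of a graph, a check is satisfied when the two ends of the edge agree. The set $S$ keeps some of the agreeing edges, and each connected component of $S$ receives a fair bit. This is the usual Swendsen–Wang dynamics of the Ising model. On the triangle, started from $x=000$, all three checks are satisfied. If $S$ has at least two edges the next state is $000$ or $111$; if $S$ is one edge, there are two components and four equally likely next states; if $S=\emptyset$, all eight states are equally likely.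

**Definition (mixing time, gap).** Put $t_{\rm mix}=\min\{t:\max_x\|P^t(x,\cdot)-\pi\|_{TV}\le\frac14\}$. The chain is reversible, so $P$ is self-adjoint on $L^2(\pi)$. Its spectral gap is $1$ minus its largest eigenvalue on functions of $\pi$-mean zero.

Example. Let $n=c=1$, $h=(1)$. Then $P(0,1)=q/2$ and $P(1,0)=\frac12$. The nontrivial eigenvalue is $1-\frac q2-\frac12=\frac p2$, so the gap is at least $\frac12$. Also $\pi(0)=\frac1{1+q}$, and the distance from $\pi$ after $t$ steps is at most $(p/2)^t$, so $t_{\rm mix}\le2$ for every $\beta$.

**Definition (matroid of a code).** $M[h]$ is the binary matroid on $E$ represented by the rows of $h$.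

Examples. The incidence matrix of $G$ gives $M(G)$. The $7\times3$ matrix whose rows are all nonzero vectors of $\mathbb F_2^3$ gives $F_7$.

**Definition (random cluster measure).** For a binary matroid $M$ on $E$ and $p\in(0,1)^E$, let
$$\phi_{M,p}(S)\propto\prod_{e\in S}p_e\prod_{e\notin S}(1-p_e)\;2^{-r(S)},\qquad S\subseteq E .$$
Since $\dim\ker h_S=n-r(S)$, the measure $\phi_{M[h],p}$ is proportional to $\prod_{S}p_i\prod_{E\setminus S}(1-p_i)\,2^{\dim\ker h_S}$.

Example. For the triangle, $r(S)=|S|$ except $r(E)=2$. So $\phi$ is a product measure in which the weight of the full set has been doubled, then renormalized.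

**Definition (local variances).** For $B\subseteq E$ let $\mathcal V_B(f)=\mathbb E_\phi[\mathrm{Var}_\phi(f\mid S\setminus B)]$, and $\mathcal V_e=\mathcal V_{\{e\}}$. With $a=\Pr[e\in S\mid S\setminus e=R]$, one has
$$\mathrm{Var}_\phi(f\mid S\setminus e=R)=a(1-a)\big(f(R\cup e)-f(R)\big)^2 .$$

Example. If the $v_e$ are linearly independent, $\phi$ is a product measure, and the Efron–Stein inequality says $\mathrm{Var}_\phi f\le\sum_e\mathcal V_e(f)$.

We can now ask the question. Goldberg and Jerrum gave a fully polynomial randomized approximation scheme for the ferromagnetic Ising partition function on a regular matroid. Dominik Hangleiter, Nathan Ju and Umesh Vazirani ("Code Swendsen-Wang Dynamics", arXiv:2510.08446 (2025)) say that this leads them to conjecture that the code Swendsen–Wang chain mixes quickly for regular matroids. Is there a polynomial in $n$ and $c$, independent of $h$ and $\beta$, that bounds $t_{\rm mix}$ for every $\beta>0$ and every $h$ with $M[h]$ regular? The answer is yes, even with check-dependent temperatures.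

**Theorem 1.** Let $h\in\{0,1\}^{c\times n}$, $c\ge1$, with $M[h]$ regular, and let $\beta_i>0$ be arbitrary. Then the code Swendsen–Wang kernel $P$ is positive semidefinite on $L^2(\pi)$ with spectral gap at least $1/(2c^6)$, and
$$t_{\rm mix}\le c^7(14+2\ln c)\le14\,c^8 .$$
Hence the polynomial $14c^8+1$ works (for $c=0$, $t_{\rm mix}\le1$). The bound depends on neither $n$, $h$ nor $\beta$.

**Theorem 2.** If $M$ is regular with $|E|=m$ and $p\in(0,1)^E$, then $\mathrm{Var}_\phi f\le m^5\sum_{e\in E}\mathcal V_e(f)$ for all $f:2^E\to\mathbb R$, where $\phi=\phi_{M,p}$.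

The exponents are not claimed to be sharp. Some polynomial growth is unavoidable. By Long, Nachmias, Ning and Peres (*A power law of order 1/4 for critical mean field Swendsen–Wang dynamics*, Mem. AMS 2014), the chain for the critical Ising model on $K_n$ has mixing time of order $n^{1/4}$, that is, of order $c^{1/8}$.

## 3. Independent checks, one circuit, and comparison with a product measure

Suppose first that the rows of $h$ are linearly independent. Given $S$, a uniform element $y$ of $\ker h_S$ satisfies the checks in $S$, and the remaining bits $h_i\cdot y$ are independent fair bits. So the checks evolve independently of one another. A satisfied check becomes violated with probability $q_i/2$, and a violated one becomes satisfied with probability $\frac12$. As in the one-check example, the nontrivial eigenvalue of coordinate $i$ is $p_i/2$. Since $Pf(x)$ depends only on $E(x)$, every eigenfunction with nonzero eigenvalue depends only on the check values. So the nonzero eigenvalues of $P$ are the products $\prod_{i\in I}p_i/2$, $I\subseteq E$, and the gap is at least $\frac12$.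

Next let $M[h]$ be a single circuit on $m$ elements, so $r(S)=|S|$ except $r(E)=m-1$. Then $\phi\propto\nu_0(S)\,(1+\mathbf 1[S=E])$, where $\nu_0$ is the product measure with weights proportional to $\prod_Sp_e/2\,\prod_{E\setminus S}(1-p_e)$. A factor between $1$ and $2$ should be harmless, and it is. We check this for a general binary matroid, because it is also the natural first approach to the problem.

Write $2^{-r(S)}=2^{-|S|}\,2^{|S|-r(S)}$, so $\rho:=\phi/\nu_0$ is proportional to $2^{|S|-r(S)}$. Since $|S|-r(S)$ is the dimension of the space of cycles contained in $S$, it lies between $0$ and $m-r(E)$, and $\rho_{\max}/\rho_{\min}=2^{m-r(E)}$. Now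
$$\mathrm{Var}_\phi f\le\mathbb E_\phi(f-\mathbb E_{\nu_0}f)^2\le\rho_{\max}\mathrm{Var}_{\nu_0}f\le\rho_{\max}\sum_e\mathbb E_{\nu_0}\mathrm{Var}_{\nu_0}(f\mid S\setminus e)$$
by Efron–Stein. For $R\subseteq E\setminus e$, the contribution of $R$ to $\mathbb E_{\nu_0}\mathrm{Var}_{\nu_0}(f\mid S\setminus e)$ is $\frac{st}{s+t}(f(R\cup e)-f(R))^2$ with $s=\nu_0(R)$, $t=\nu_0(R\cup e)$. The contribution to $\mathcal V_e(f)$ is the same expression with $\phi$ in place of $\nu_0$. The function $\frac{st}{s+t}$ is increasing in both variables and homogeneous of degree one, and $\phi\ge\rho_{\min}\nu_0$. So the second contribution is at least $\rho_{\min}$ times the first. Therefore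
$$\mathrm{Var}_\phi f\le2^{\,m-r(E)}\sum_e\mathcal V_e(f).\tag{3}$$

For one circuit the constant is $2$, uniformly in $p$. In general this approach stops at the ratio $\rho(E)/\rho(\emptyset)=2^{m-r(E)}$, which is attained. For $M(K_n)$ the exponent is $\binom n2-(n-1)$. The comparison pays a factor of $2$ for each independent cycle; a polynomial bound must treat all cycles together.

## 4. From a Poincaré inequality to the mixing time

This section reduces Theorem 1 to Theorem 2. It uses nothing about regularity.

Define a probability measure on pairs by
$$\nu(x,S)\propto\prod_{i\in S}p_i\prod_{i\notin S}q_i\;\mathbf 1[h_Sx=0].$$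
Summing over $S\subseteq E(x)$ gives $\prod_{i\notin E(x)}q_i\prod_{i\in E(x)}(p_i+q_i)=\prod_{i\notin E(x)}q_i$, so the $x$-marginal is $\pi$. Summing over $x$ gives a factor $|\ker h_S|=2^{n-r(S)}$, so the $S$-marginal is $\phi=\phi_{M[h],p}$. The conditional law of $S$ given $x$ is the first half of a step of the chain, and the conditional law of $x$ given $S$ is the second half.

**Lemma 3.** Let $c\ge1$, and suppose $\mathrm{Var}_\phi g\le\kappa\sum_e\mathcal V_e(g)$ for all $g$. Then $P$ is positive semidefinite, and on mean-zero functions $\|P\|\le1-\gamma$ with $\gamma=1/(2c\kappa)$.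

*Proof.* **Step 1: factor $P$.** Let $A:L^2(\phi)\to L^2(\pi)$, $(Ag)(x)=\mathbb E_\nu[g(S)\mid x]$. Its adjoint is $(A^*f)(S)=\mathbb E_\nu[f(x)\mid S]$, because both $\langle f,Ag\rangle_\pi$ and $\langle A^*f,g\rangle_\phi$ equal $\mathbb E_\nu[f(x)g(S)]$. One step of the chain is $P=AA^*$, so $P\succeq0$. Both maps preserve constants and mean-zero functions.

**Step 2: compare one heat-bath variance.** The purpose is to bound the variance lost by $A$ from below by $\mathcal V_e$. Let $g$ have $\phi$-mean zero and fix $e\in E$. By the law of total variance, applied twice,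
$$\|g\|_\phi^2-\|Ag\|_\pi^2=\mathbb E_\nu\mathrm{Var}(g\mid x)\ge\mathbb E_\nu\mathrm{Var}(g\mid x,S\setminus e).$$
Fix $R=S\setminus e$ and put $\nabla=g(R\cup e)-g(R)$, $b=\nu(h_e\cdot x=0\mid R)$, $p=p_e$. Given $(x,R)$, the element $e$ belongs to $S$ with probability $p$ if $h_e\cdot x=0$, and with probability $0$ otherwise. So, given $R$, the right side contributes $\nabla^2bp(1-p)$. Moreover $\Pr[e\in S\mid R]=a:=bp$, so the contribution of $R$ to $\mathcal V_e(g)$ is $\nabla^2a(1-a)=\nabla^2bp(1-a)$. We compare $1-p$ with $1-a$.

If $h_e\in\langle h_R\rangle$, then $b=1$ and $a=p$, and the two are equal. Otherwise, given $R$, half of $\ker h_R$ satisfies check $e$, each such $x$ with weight $p+q=1$; the other half violates it, each with weight $1-p$. So $b=\frac1{2-p}$ and $1-a=\frac{2(1-p)}{2-p}\le2(1-p)$. In both cases $1-p\ge\frac12(1-a)$, hence $\mathbb E_\nu\mathrm{Var}(g\mid x)\ge\frac12\mathcal V_e(g)$ for each $e$.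

**Step 3: conclude.** Averaging over the $c$ choices of $e$ and using the hypothesis,
$$\|g\|^2-\|Ag\|^2\ge\frac1{2c}\sum_e\mathcal V_e(g)\ge\frac1{2c\kappa}\|g\|^2 .$$
So on mean-zero functions $\|A\|^2=\|A^*\|^2\le1-\gamma$, and $\|P\|=\|AA^*\|\le1-\gamma$. $\square$

For any initial law $\mu$, the density of $\mu P^t$ with respect to $\pi$ is $P^t(\mu/\pi)$ by reversibility, so Cauchy–Schwarz gives
$$\|\mu P^t-\pi\|_{TV}\le\tfrac12\big\|P^t(\mu/\pi-1)\big\|_{L^2(\pi)}\le\tfrac12e^{-\gamma t}\,\|\mu/\pi\|_{L^2(\pi)} .\tag{4}$$
If $\mu$ is a point mass at $x$, the last norm is $\pi(x)^{-1/2}$. This can be as large as $e^{\beta c}$ up to factors independent of $\beta$, so a direct use of (4) would not be uniform in $\beta$. The cure is a short burn-in that repairs the checks that are almost never violated in equilibrium.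

**Lemma 4.** Let $c\ge1$, and suppose $\|P\|\le1-\gamma$ on mean-zero functions, $0<\gamma\le1$. Then
$$t_{\rm mix}\le5c+1+\gamma^{-1}\Big(\ln4+\frac c2\ln(160c^2)\Big).$$

*Proof.* **Step 1: burn-in.** Let $t_0=\lceil\log_2(16c)\rceil$; then $t_0\le5+\log_2c\le5c$. Let $\varepsilon_0=1/(16ct_0)$. Call check $i$ hard if $q_i\le\varepsilon_0$, and call $x$ good if it satisfies all hard checks. We show that from any start the chain is good at time $t_0$ with probability at least $\frac78$.

Realize the cluster formation with independent coins, one for each time and check, the coin of check $i$ saying "remove" with probability $q_i$; coins of violated checks are ignored. Let $\mathcal B$ be the event that some coin of a hard check says "remove" at one of the first $t_0$ steps. Then $\Pr[\mathcal B]\le t_0c\,\varepsilon_0=\frac1{16}$. Condition on $\mathcal B^c$. The other coins and the cluster updates keep their laws. A hard check satisfied by the current state enters $S$ and is satisfied by the next state, so it stays satisfied up to time $t_0$. If a check $i$ is violated by the current $x$, then $h_Sx=0$ and $h_i\cdot x=1$,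 which shows $h_i\notin\langle h_S\rangle$. So a uniform element of $\ker h_S$ satisfies check $i$ with probability exactly $\frac12$, given the past. Hence a given hard check is violated at time $t_0$ with conditional probability at most $2^{-t_0}$, and
$$\Pr[X_{t_0}\text{ not good}]\le\tfrac1{16}+c\,2^{-t_0}\le\tfrac18 .$$

**Step 2: start from a good state.** The set $E(\cdot)$ is constant on the coset $x+\ker h$, so all states of the coset have the same transition probabilities, and $P^t(x,\cdot)=\mu_xP^t$ for $t\ge1$, with $\mu_x$ uniform on the coset. Since $\pi$ is constant on the coset, $\mu_x/\pi=1/\pi(x+\ker h)$ there, so $\|\mu_x/\pi\|^2=1/\pi(x+\ker h)$. If $x$ is good, every violated check has $q_i>\varepsilon_0$, so the weight $\prod_{i\notin E(x)}q_i$ is at least $\varepsilon_0^c$. The sum of the weights over $\mathbb F_2^n$ is at most $2^n$, and $|\ker h|\ge2^{n-c}$. So $\pi(x+\ker h)\ge(\varepsilon_0/2)^c$. By (4), the distance from $\pi$ is at most $\frac18$ at time $t_1=\big\lceil\gamma^{-1}(\ln4+\frac c2\ln(2/\varepsilon_0))\big\rceil$.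

**Step 3: combine.** By the Markov property, $\|P^{t_0+t_1}(x,\cdot)-\pi\|_{TV}\le\Pr[X_{t_0}\text{ not good}]+\frac18\le\frac14$ for all $x$. Finally $2/\varepsilon_0=32ct_0\le160c^2$. $\square$

It remains to prove Theorem 2.

## 5. A variance bound by swapping coordinates

We want a tool that handles all cycles at once. Begin from the identity
$$2^{-r(S)}=2^{-|S|}\cdot\#\{k\in\mathcal C(M):k\subseteq S\}.\tag{5}$$
So a $\phi$-random $S$ is the $S$-part of a random pair (cycle $k$, set $S\supseteq k$) whose weight is a product over elements, restricted by the linear condition $k\in\mathcal C(M)$. Given two such pairs, we can exchange their coordinates one at a time; the product weight does not notice, and only the linear condition is disturbed along the way. The following setting allows blocks in place of single elements.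

**Setting (★).** For $j\in[d]$ let $(\Omega_j,w_j)$ be a finite probability space with $w_j>0$, let $K_j$ be a vector space, and let $Y_j$ assign to each element of $\Omega_j$ a subspace of $K_j$. Let $\Psi:\bigoplus_jK_j\to L$ be linear, $\Psi(k)=\sum_j\psi_j(k_j)$, and let $K=\ker\Psi$. For $\omega\in\Omega=\prod_j\Omega_j$ put $w(\omega)=\prod_jw_j(\omega_j)$ and $Y(\omega)=\bigoplus_jY_j(\omega_j)$. The measure is
$$\phi(\omega)=\frac{w(\omega)\,|K\cap Y(\omega)|}{Z}.$$

Example. By (5), for any binary matroid $\phi_{M,p}$ has this form with one index per element $e$: $\Omega_e=\{e\in S,\ e\notin S\}$, $K_e=\mathbb F_2$, $Y_e=\mathbb F_2$ if $e\in S$ and $0$ otherwise, $\psi_e(1)=v_e$, and $K=\mathcal C(M)$.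

**Definition (ordering rule).** An ordering rule assigns to each $\delta\in K$ a linear order of $[d]$. Let $A_j(\delta)$ be the set of indices preceding $j$, and
$$\mathcal S_j=\Big\{\sum_{i\in A_j(\delta)}\psi_i(\delta_i):\delta\in K\Big\},\qquad\tau_j=|K_j|\,|\mathcal S_j|,\qquad\mathcal V_j(f)=\mathbb E_\phi\mathrm{Var}_\phi(f\mid\omega_{-j}).$$

Example. For the triangle with one index per element and the natural order, $K=\{000,111\}$. The sets of partial sums are $\mathcal S_1=\{0\}$, $\mathcal S_2=\{0,v_1\}$, $\mathcal S_3=\{0,v_1+v_2\}$.

**Lemma 5.** In setting (★), for any ordering rule, any $\lambda_j>0$ and any $f$,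
$$\mathrm{Var}_\phi f\le\Big(\sum_j\lambda_j^{-1}\Big)\sum_j\lambda_j\tau_j\mathcal V_j(f).$$

*Proof.* **Step 1: a conditional law never differs much from the marginal.** Let $\phi_j$ be the marginal of $\phi$ on $\Omega_j$. We claim
$$\phi_j(y)\le|K_j|\,\phi(y\mid\omega_{-j})\qquad\text{for all }y\in\Omega_j\text{ and all }\omega_{-j}.\tag{6}$$
Fix $\omega_{-j}$. Let $K'=\{k\in K:k_i\in Y_i(\omega_i)\text{ for all }i\ne j\}$, let $H\le K_j$ be its projection to $K_j$, and let $a$ be the size of the kernel of this projection. Then $|K\cap Y(\omega)|=a\,|H\cap Y_j(\omega_j)|$. So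
$$\phi(y\mid\omega_{-j})=\frac{w_j(y)g_H(y)}{\mathbb E_{w_j}g_H},\qquad g_H(y)=|H\cap Y_j(y)| .$$
Another conditioning gives the same formula with another subspace $H'$. Now $g_{H'}\le|H'|$ and $g_H\ge1$, so $g_{H'}(y)/g_H(y)\le|H'|$. Also $(H\cap Y_j)/(H\cap H'\cap Y_j)$ embeds in $K_j/H'$, so pointwise $g_H\le g_{H'}|K_j|/|H'|$, and therefore $\mathbb Eg_H/\mathbb Eg_{H'}\le|K_j|/|H'|$. Multiplying,
$$\frac{g_{H'}(y)/\mathbb Eg_{H'}}{g_H(y)/\mathbb Eg_H}\le|H'|\cdot\frac{|K_j|}{|H'|}=|K_j| .$$
Since $\phi_j$ is an average of conditional laws, (6) follows.

**Step 2: go from one sample to another, one coordinate at a time.** Put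
$$W(k,\omega)=w(\omega)\mathbf 1[k\in Y(\omega)]=\prod_jw_j(\omega_j)\mathbf 1[k_j\in Y_j(\omega_j)],\qquad k\in\bigoplus_jK_j .$$
Then $\mu(k,\omega)=W(k,\omega)\mathbf 1[k\in K]/Z$ is a probability measure with $\omega$-marginal $\phi$. Draw $(k,\omega)$ and $(k',\omega')$ independently from $\mu$, and let $\delta=k+k'\in K$. Change $\omega$ into $\omega'$ by replacing $\omega_j$ by $\omega'_j$ one coordinate at a time, in the order assigned to $\delta$. Let $\Delta_j$ be the increment of $f$ when coordinate $j$ is replaced. By Cauchy–Schwarz,
$$\mathrm{Var}_\phi f=\tfrac12\mathbb E\Big(\sum_j\Delta_j\Big)^2\le\tfrac12\Big(\sum_j\lambda_j^{-1}\Big)\sum_j\lambda_j\,\mathbb E\Delta_j^2 .\tag{7}$$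

**Step 3: re-encode the moment at which $j$ is replaced.** The purpose is to express $\mathbb E\Delta_j^2$ through the intermediate state. Fix $j$ and write $A=A_j(\delta)$. Let $(\kappa,\eta)$ agree with $(k',\omega')$ on $A$ and with $(k,\omega)$ off $A$; let $(\bar\kappa,\bar\eta)$ be the complementary mixture, which agrees with $(k,\omega)$ on $A$ and with $(k',\omega')$ off $A$. Four things hold. Since $j\notin A$, $\eta$ is the state just before the replacement and $\bar\eta_j=\omega'_j$, so $\Delta_j=f(\eta^{j\leftarrow\bar\eta_j})-f(\eta)$. Since $W$ is a product over coordinates, $W(\kappa,\eta)W(\bar\kappa,\bar\eta)=W(k,\omega)W(k',\omega')$. Next,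
$$\Psi\kappa=\Psi k+\sum_{i\in A}\psi_i(\delta_i)=\sum_{i\in A}\psi_i(\delta_i)\in\mathcal S_j,$$
and in the same way $\Psi\bar\kappa=\Psi k'+\sum_{i\in A}\psi_i(\delta_i)$ has the same value. Last, the map $(k,\omega,k',\omega')\mapsto(\kappa,\eta,\bar\kappa,\bar\eta)$ is injective: $\delta=k+k'=\kappa+\bar\kappa$ is known from the image, it determines $A$, and then the mixture can be undone.

So, summing over all possible images,
$$\mathbb E\Delta_j^2\le Z^{-2}\sum_{s\in\mathcal S_j}\sum_{\eta,\bar\eta}\Big(\sum_{\Psi\kappa=s}W(\kappa,\eta)\Big)\Big(\sum_{\Psi\bar\kappa=s}W(\bar\kappa,\bar\eta)\Big)\big(f(\eta)-f(\eta^{j\leftarrow\bar\eta_j})\big)^2 .$$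

**Step 4: a violated linear condition costs nothing beyond the sum over $s$.** The set $\{\kappa\in Y(\eta):\Psi\kappa=s\}$ is empty or a coset of $K\cap Y(\eta)$. So $\sum_{\Psi\kappa=s}W(\kappa,\eta)\le w(\eta)|K\cap Y(\eta)|=Z\phi(\eta)$, and likewise for $\bar\eta$. The squared difference depends on $\bar\eta$ only through $\bar\eta_j$, whose law under $\phi$ is $\phi_j$. Therefore, with $\eta\sim\phi$ and $y\sim\phi_j$ independent,
$$\mathbb E\Delta_j^2\le|\mathcal S_j|\,\mathbb E\big(f(\eta)-f(\eta^{j\leftarrow y})\big)^2\le|\mathcal S_j|\,|K_j|\cdot2\mathcal V_j(f).$$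
The last inequality uses (6) to replace $\phi_j$ by $|K_j|\,\phi(\cdot\mid\eta_{-j})$. After this replacement $\eta_j$ and $y$ are two independent samples of the conditional law given $\eta_{-j}$, whose expected squared difference is twice the conditional variance. Insert this in (7). $\square$

Everything now depends on choosing the order so that few partial sums are possible. The weights $\lambda_j$ will let us treat blocks of different sizes differently.

## 6. Swapping along cycles: graphic and cographic matroids

For a graph, $\delta\in K$ is an even subgraph. If its edges are replaced in an arbitrary order, the partial sum is the set of odd-degree vertices of an arbitrary partial subgraph, and there may be exponentially many such sets. If $\delta$ is traversed cycle by cycle, the partial sum is $0$ or a pair of vertices. We set this up in the generality needed later.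

**Definition (graph-like).** Setting (★) is graph-like if $\dim K_j\le2$ for all $j$, $L=\mathbb F_2^{\mathsf V}$ for a finite set $\mathsf V$, and every vector $\psi_j(k_j)$ has Hamming weight $0$ or $2$. We also say that $\Psi$ is graph-like. The property does not depend on the numbering of the indices.

Examples. For $M(G)$ with one index per edge, $\psi_e(1)=\partial e$ has weight $0$ or $2$. A two-dimensional example is $K_j=\{0,u,w,u+w\}$ with $\psi_j(u)=\mathbf 1_a+\mathbf 1_b$, $\psi_j(w)=\mathbf 1_b+\mathbf 1_c$, $\psi_j(u+w)=\mathbf 1_a+\mathbf 1_c$: index $j$ may use any side of the triangle $abc$.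

**Lemma 6.** If (★) is graph-like, some ordering rule has $|\mathcal S_j|\le6j-5$ for all $j$, so $\tau_j\le4(6j-5)$.

*Proof.* **Step 1: each index touches at most three points.** Let $\Sigma_j\subseteq\mathsf V$ be the union of the supports of the vectors in $\psi_j(K_j)$. If $\dim\psi_j(K_j)\le1$, then $|\Sigma_j|\le2$. If the dimension is $2$, the nonzero values are $u,w,u+w$, all of weight $2$, so $u$ and $w$ share exactly one point and $|\Sigma_j|=3$.

**Step 2: the order.** Fix a total order on $\mathsf V$. Given $\delta\in K$, form the loopless multigraph on $\mathsf V$ with one edge, called $j$, joining the two points of $\mathrm{supp}\,\psi_j(\delta_j)$, for each $j$ with $\psi_j(\delta_j)\ne0$. Since $\Psi\delta=0$, all degrees are even, so the edges can be partitioned into cycles (two parallel edges count as a cycle). Fix such a partition for each $\delta$. List first the indices with $\psi_j(\delta_j)=0$, then the cycles, one after another. A cycle whose smallest index is $i$ is traversed starting at the smaller end $a$ of edge $i$, along edge $i$.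

**Step 3: count the partial sums.** Zero values and completed cycles contribute $0$. So the partial sum before $j$ is $0$, unless $j$ lies on a cycle and is not its first edge. In that case the partial sum comes from the path already traversed and equals $\mathbf 1_a+\mathbf 1_b$. Here $b\in\Sigma_j$ is the vertex at which edge $j$ is entered, and $a$ is the smaller end of the edge $i<j$ that has the smallest index on the cycle. There are at most $3$ choices for $b$ and $j-1$ choices for $i$. Given $i$, there are at most $2$ choices for $a$, because $a\in\Sigma_i$ is not the largest element of $\Sigma_i$. So $|\mathcal S_j|\le1+6(j-1)$. Finally $|K_j|\le4$. $\square$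

The linear growth in $j$ will matter: indices with small numbers are cheap. The following companion is for the exceptional matroid $R_{10}$.

**Lemma 7.** If $\dim K_j\le1$ for all $j$ and $\dim L\le5$, the natural order gives $\tau_j\le4(6j-5)$.

*Proof.* Before $j$ there are $j-1$ terms with at most two values each, and all partial sums lie in a space of at most $32$ elements. So $\tau_j\le2\min(2^{j-1},32)$. This is at most $2,4,8$ for $j=1,2,3$, while $4(6j-5)=4,28,52$. For $j\ge4$ it is at most $64<76\le4(6j-5)$. $\square$

For graphs, single elements already suffice as blocks, and the bound can be counted by vertices.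

**Proposition 8.** If $M[h]$ is $M(G)$ or $M^*(G)$ for $G=(\mathsf V,F)$, then $\mathrm{Var}_\phi f\le4|\mathsf V||F|\sum_e\mathcal V_e(f)$, and the code Swendsen–Wang gap is at least $1/(8|\mathsf V||F|^2)$.

*Proof.* For $M(G)$ use (5) in the form of the example after (★), with $v_e=\partial e$; then $|K_e|=2$. With the order of Lemma 6, every partial sum before $j$ is $0$ or $\mathbf 1_a+\mathbf 1_b$ with $a\in\mathsf V$, $b\in\Sigma_j$, $|\Sigma_j|\le2$. If $\Sigma_j$ is nonempty, the value $0$ is the case $a=b$; if it is empty, only $0$ occurs. So $|\mathcal S_j|\le2|\mathsf V|$ and $\tau_j\le4|\mathsf V|$. Lemma 5 with $\lambda_j=1$ gives the inequality.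

For $M^*(G)$ put $S'=F\setminus S$. Since $r^*(S)=|S|+r(S')-r(F)$, we have, as functions of $S$,
$$\prod_{e\in S}\frac{p_e}{1-p_e}\,2^{-r^*(S)}\ \propto\ \prod_{e\in S}\frac{p_e}{2(1-p_e)}\,2^{-r(S')}\ \propto\ \prod_{e\in S'}\frac{2(1-p_e)}{p_e}\,2^{-r(S')} .$$
So complementation carries $\phi_{M^*(G),p}$ to $\phi_{M(G),p'}$ with $p'_e/(1-p'_e)=2(1-p_e)/p_e$. It preserves variances and every $\mathcal V_e$, so the first case applies. The gap is Lemma 3 with $\kappa=4|\mathsf V||F|$ and $c=|F|$. $\square$

A general regular matroid has no vertices and no traversal of its cycles, so for single elements we have no polynomial bound on the number of partial sums. The decomposition (Sey) has to enter, and for this we need blocks.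

## 7. Interfaces and two product forms of the weight

Let $M$ be represented by $(v_e)_{e\in E}$ in $V$. For $B\subseteq E$ write $\langle B\rangle=\langle v_e:e\in B\rangle$.

**Definition (interface).** $W_B=\langle B\rangle\cap\langle E\setminus B\rangle$.

For a partition $\mathcal P=\{B_1,\dots,B_d\}$ of $E$ into nonempty parts put $W_j=W_{B_j}$ and
$$C=\Big\{u\in\bigoplus_jW_j:\sum_ju_j=0\Big\},\qquad D=\{(x|_{W_j})_j:x\in V^*\}\subseteq\bigoplus_jW_j^* .$$
For $S\subseteq E$ put $S_j=S\cap B_j$ and $U_j=\langle S_j\rangle\cap W_j$, which depends only on $S_j$.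

Example. Let $M$ be the 4-circuit $v_1,v_2,v_3$ independent, $v_4=v_1+v_2+v_3$, with blocks $\{1,2\}$ and $\{3,4\}$. Both interfaces are $\{0,w\}$ with $w=v_1+v_2=v_3+v_4$; note that $w$ is not one of the $v_e$. Here $C=\{(0,0),(w,w)\}$, and $U_j\ne0$ exactly when $S\supseteq B_j$.

**Lemma 9.** With these notations, and $U_j^\perp\le W_j^*$ the annihilator of $U_j$,
$$2^{-r(S)}=\prod_j2^{-r(S_j)}\cdot\Big|C\cap\bigoplus_jU_j\Big|=\frac1{|D|}\prod_j\big(2^{-r(S_j)}|U_j|\big)\cdot\Big|D\cap\bigoplus_jU_j^\perp\Big| .$$
Hence $\phi_{M,p}$ has the form (★) with $\Omega_j=2^{B_j}$ in two ways: with $(K_j,Y_j,K)=(W_j,U_j,C)$, and with $(K_j,Y_j,K)=(W_j^*,U_j^\perp,D)$, in each case for any linear $\Psi$ with kernel $K$. In both cases $\mathcal V_j=\mathcal V_{B_j}$.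

*Proof.* **Step 1: the first form, by a kernel count.** The sum map $\bigoplus_j\langle S_j\rangle\to V$ has image $\langle S\rangle$. If $\sum_jb_j=0$ with $b_j\in\langle S_j\rangle$, then $b_j=\sum_{i\ne j}b_i\in\langle E\setminus B_j\rangle$, so $b_j\in W_j$ and hence $b_j\in U_j$. So the kernel is $C\cap\bigoplus_jU_j$, and rank–nullity gives $2^{r(S)}=\prod_j2^{r(S_j)}/|C\cap\bigoplus_jU_j|$.

**Step 2: the second form, by duality.** The sum map $\bigoplus_jU_j\to\sum_jU_j$ has kernel $C\cap\bigoplus_jU_j$, so $|C\cap\bigoplus_jU_j|=\prod_j|U_j|\,/\,|\sum_jU_j|$. The map $V^*\to D$, $x\mapsto(x|_{W_j})_j$, is a linear surjection, so all its fibers have the same size. The preimage of $D\cap\bigoplus_jU_j^\perp$ is the set of $x$ that vanish on $\sum_jU_j$, a fraction $1/|\sum_jU_j|$ of $V^*$. So $|D\cap\bigoplus_jU_j^\perp|=|D|/|\sum_jU_j|$. Substitute.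

**Step 3: read off (★).** The remaining factors, including the $p$-weights, are products over $j$ of positive functions of $S_j$; normalize them to obtain $w_j$. Conditioning on $\omega_{-j}$ means conditioning on $S\setminus B_j$. $\square$

In the 4-circuit example with $S=E$, the first form reads $\frac14\cdot\frac14\cdot2=\frac18$ and the second $\frac12\cdot(\frac14\cdot2)(\frac14\cdot2)\cdot1=\frac18$, and $r(E)=3$.

**Lemma 10 (merging).** If $\emptyset\ne\mathcal A\subseteq\mathcal P$ and $B=\bigcup\mathcal A$, then
$$W_B\subseteq\Big(\sum_{A\in\mathcal A}W_A\Big)\cap\Big(\sum_{A\in\mathcal P\setminus\mathcal A}W_A\Big).$$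
Merging $\mathcal A$ into one part leaves $W_A$ unchanged for $A\notin\mathcal A$.

*Proof.* Write $v\in W_B$ as $v=\sum_{A\in\mathcal A}b_A=\sum_{A\notin\mathcal A}b_A$ with $b_A\in\langle A\rangle$. Then $\sum_{A\in\mathcal P}b_A=0$, and as in Step 1 of Lemma 9 every $b_A$ lies in $W_A$. The second claim holds because $W_A$ depends only on $A$ and $E$. $\square$

## 8. Why a recursion on two blocks loses

The obvious plan is to write $M$ as a sum, take the two sides $X,Y$ as blocks, and induct. Let us see what Lemma 5 gives. As statement (9) below shows, the interface $W=\langle X\rangle\cap\langle Y\rangle$ has dimension at most $2$. With two blocks, $W_1=W_2=W$, $C=\{(w,w):w\in W\}$ is the kernel of $(u_1,u_2)\mapsto u_1+u_2$, and in the natural order $\mathcal S_1=\{0\}$, $\mathcal S_2=W$. So $\tau_1=|W|$ and $\tau_2=|W|^2$.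

Suppose the conditional laws on the two blocks satisfy Poincaré inequalities with constants $\kappa_1,\kappa_2$. The choice $\lambda_j=1/(\tau_j\kappa_j)$ gives
$$\kappa(M)\le|W|\,\kappa_1+|W|^2\,\kappa_2 .$$
This is fine once. But if $W\neq0$, the constant of the first block is multiplied by at least $2$. Nothing in (Sey) makes the two sides comparable in size: the decomposition may split off bounded pieces one at a time. After $\ell$ such steps the recursion yields a bound of at least $2^\ell$, with $\ell$ possibly of order $m$. This is the same loss as in (3), now one factor of $2$ per sum.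

Two features would repair this. The recursion should have depth $O(\log m)$, so blocks should have size at most $m/2$; this forces many blocks at once, attached to a common center. And the cost $\tau_j$ should be moderate while the blocks are large. Lemma 6 supplies the second feature if the interfaces are arranged in a graph-like way and the largest blocks are numbered first. The next section supplies the first.

## 9. A half-size partition with a graphic, cographic or $R_{10}$ center

**Definition (points and center).** For a partition $\mathcal P$ with interfaces $W_j$ let $\mathrm{Pt}(\mathcal P)=\bigcup_j(W_j\setminus\{0\})\subseteq V$. The center $N(\mathcal P)$ is the simple binary matroid whose elements are these vectors.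

Example. For the 4-circuit with blocks $\{1,2\},\{3,4\}$ the center has one element, $w$. For the same matroid with singleton blocks the center is the 4-circuit itself.

**Proposition 11.** Let $M$ be regular with $|E|=m\ge2$. There is a partition $\mathcal P$ with $|B_j|\le m/2$ and $\dim W_j\le2$ for all $j$ such that one of the following holds:

- (G) $C=\ker\Psi$ for a graph-like $\Psi$ on $\bigoplus_jW_j$;
- (G\*) $D=\ker\Psi$ for a graph-like $\Psi$ on $\bigoplus_jW_j^*$;
- (R) $N(\mathcal P)\cong R_{10}$, so $\dim W_j\le1$ for all $j$, and $C$ is the kernel of the sum map into the 5-dimensional space $\langle\mathrm{Pt}(\mathcal P)\rangle$.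

*Proof.* Call $\mathcal P$ admissible if $|B_j|\le m/2$ and $\dim W_j\le2$ for all $j$, and $N(\mathcal P)$ is regular. The partition into singletons is admissible: $W_{\{e\}}\subseteq\langle v_e\rangle$, so its points are some of the vectors $v_e$, and its center is isomorphic to a restriction of $M$. Choose an admissible $\mathcal P$ that minimizes $|\mathcal P|+|\mathrm{Pt}(\mathcal P)|$. Write $\mathrm{Pt}$ and $N$ for its points and center.

**Step 1: $N$ is not a 1-, 2- or 3-sum of two regular matroids.** This step shows that, at a minimum, the sum case of (Sey) cannot occur. Suppose $N$ is the sum of regular $N_1$ on $X\cup T$ and $N_2$ on $Y\cup T$, with $X\sqcup Y=\mathrm{Pt}$.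

*Vectors for the elements of $T$.* Let $\mathcal C=\mathcal C(N_1)+\mathcal C(N_2)\le\mathbb F_2^{X\cup Y\cup T}$, and let $q$ be the quotient map onto $Q=\mathbb F_2^{X\cup Y\cup T}/\mathcal C$. By the definition of the sum, $\mathcal C\cap\mathbb F_2^{X\cup Y}=\mathcal C(N)$. So $q(\mathbf 1_Z)\mapsto\sum_{z\in Z}z$, for $Z\subseteq X\cup Y$, is a well-defined injective linear map from $q(\mathbb F_2^{X\cup Y})$ into $V$. Extend it to an injective linear map $\iota:Q\to V\oplus Q$ by choosing a complement of $q(\mathbb F_2^{X\cup Y})$ in $Q$ and mapping it identically into the second summand. Put $v_t=\iota q(\mathbf 1_t)$ for $t\in T$. The family consisting of the vectors in $X\cup Y$ together with the $v_t$ has cycle space $\ker(\iota q)=\mathcal C$.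

*The two sides are represented.* We claim
$$\text{the subfamily on }Y\cup T\text{ represents }N_2,\text{ and the subfamily on }X\cup T\text{ represents }N_1.\tag{8}$$
The cycles of the subfamily on $Y\cup T$ are the members of $\mathcal C$ contained in $Y\cup T$. They include $\mathcal C(N_2)$. If $C_1+C_2\subseteq Y\cup T$ with $C_i\in\mathcal C(N_i)$, then $C_1\subseteq T$, so $C_1\in\mathcal C(N_2)$ by (S2), and $C_1+C_2\in\mathcal C(N_2)$. The other half is symmetric.

*The two sides meet in few points.* We claim
$$\langle X\rangle\cap\langle Y\rangle\subseteq\{0\}\cup\{v_t:t\in T\}.\tag{9}$$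
Let $v=\sum_{z\in Z_1}z=\sum_{z\in Z_2}z$ with $Z_1\subseteq X$, $Z_2\subseteq Y$. Then $Z_1+Z_2\in\mathcal C(N)$, so $Z_1+Z_2=C_1+C_2$ with $C_1=Z_1+T'$ for some $T'\subseteq T$. As $C_1$ is a cycle of the family, $v=\sum_{t\in T'}v_t$. If $|T|\le1$, this is $0$ or $v_t$. If $|T|=3$, then by (S3) the three $v_t$ sum to $0$, so the sum over any subset is $0$ or a single $v_t$.

*Merge one side.* Each $W_A$ lies in $\langle X\rangle$ or in $\langle Y\rangle$. This is clear if $\dim W_A\le1$; if $\dim W_A=2$, two of its three points lie on the same side, and they span it. Split $\mathcal P=\mathcal P_X\sqcup\mathcal P_Y$ accordingly. By symmetry assume $|\bigcup\mathcal P_X|\le m/2$. If $\mathcal P_X=\emptyset$, every point lies in $\langle Y\rangle$, so $X\subseteq(\langle X\rangle\cap\langle Y\rangle)\setminus\{0\}$, and (9) gives $|X|\le|T|$, contradicting (S1). So merge $\mathcal P_X$ into one part $B$, giving $\mathcal P'$.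

By Lemma 10 and (9), $W_B\subseteq\langle X\rangle\cap\langle Y\rangle\subseteq\{0\}\cup\{v_t\}$, a set of at most four vectors, so $\dim W_B\le2$. For $A\in\mathcal P_Y$ the points of $W_A$ lie in $Y$ or in $X\cap\langle Y\rangle\subseteq\{v_t\}$. So $\mathrm{Pt}(\mathcal P')\subseteq Y\cup\{v_t:t\in T\}$. Choosing one index of the family on $Y\cup T$ for each of these vectors, (8) shows that $N(\mathcal P')$ is isomorphic to a restriction of $N_2$, hence regular. So $\mathcal P'$ is admissible. But $|\mathrm{Pt}(\mathcal P')|\le|Y|+|T|<|Y|+|X|=|\mathrm{Pt}|$ by (S1), and $|\mathcal P'|\le|\mathcal P|$. This contradicts minimality.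

By (Sey), $N$ is therefore graphic, isomorphic to $R_{10}$, or cographic and not graphic. The next three steps treat these cases.

**Step 2: $N=M(G)$ gives (G).** Here points can be read as edges. The families $(e)_{e\in\mathrm{Pt}}$ and $(\partial e)_{e\in\mathrm{Pt}}$ have the same cycle space, so by (1) there is an injective linear $\theta:\langle\mathrm{Pt}\rangle\to\mathbb F_2^{V(G)}$ with $\theta(e)=\partial e$. Put $\psi_j=\theta|_{W_j}$. Every nonzero vector of $W_j$ is a point $e$, so its image $\partial e$ has weight $2$ (it is nonzero because $\theta$ is injective), and $\Psi$ is graph-like. Also $\Psi(u)=\theta(\sum_ju_j)$, so $\ker\Psi=C$.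

**Step 3: $N\cong R_{10}$ gives (R).** A 2-dimensional $W_j$ would contain three distinct nonzero vectors with sum $0$, a 3-element circuit of $N$. $R_{10}$ has none, so $\dim W_j\le1$. By definition $C$ is the kernel of the sum map, whose target $\langle\mathrm{Pt}\rangle$ has dimension $5$.

**Step 4: $N=M^*(G)$, not graphic: the two-dimensional interfaces are stars of $G$.** Now linear relations among points are cuts of $G$, and cuts cannot be traversed. This is why the second form in Lemma 9 was prepared: by (2), elements of $D$ correspond to cycles of $G$. To make this graph-like we first locate the 2-dimensional interfaces.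

Identifying vertices of different components does not change $M(G)$, so take $G$ connected, with $E(G)=\mathrm{Pt}$. Call $j$ a line index if $\dim W_j=2$, and then put $T_j=W_j\setminus\{0\}$. We claim:
$$\begin{aligned}&\text{for each line index }j\text{ there is a vertex }v_j\text{ whose set of incident edges is exactly }T_j,\\&\text{none of them a loop, and }W_i\ne W_j\text{ for all }i\ne j.\end{aligned}\tag{10}$$

Write $W=W_j$, $T=T_j$. The set $T$ is a circuit of $N$, so it is a bond $\delta(V_1)$ of $G$, and with $V_2=V(G)\setminus V_1$ both $G[V_1]$ and $G[V_2]$ are connected. Let $X_i$ be the set of edges inside $V_i$, so $\mathrm{Pt}=X_1\sqcup T\sqcup X_2$.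

*The two sides of the bond meet only in $W$:*
$$\langle X_1\cup T\rangle\cap\langle X_2\cup T\rangle=W.\tag{11}$$
The inclusion $\supseteq$ holds as $W=\langle T\rangle$. Conversely let $v=\sum_{z\in Z_1}z=\sum_{z\in Z_2}z$ with $Z_i\subseteq X_i\cup T$. Then $Z_1+Z_2$ is a cycle of $N$, that is, a cut $\delta(R)=\delta(R\cap V_1)+\delta(R\cap V_2)$, and $\delta(R\cap V_i)\subseteq X_i\cup T$. So $Z_1+\delta(R\cap V_1)=Z_2+\delta(R\cap V_2)$. The left side is contained in $X_1\cup T$ and the right side in $X_2\cup T$, so both are contained in $T$. Cuts sum to $0$ in $V$, so summing the vectors of the left side gives $v$, and $v\in\langle T\rangle=W$.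

*Sort the parts.* Each $W_A$ lies in $\langle X_1\cup T\rangle$ or in $\langle X_2\cup T\rangle$: if $\dim W_A=2$ and at most one of its three points lies in $X_1\cup T$, then two lie in $X_2$ and span it. Let $\mathcal A_0=\{A:W_A\subseteq W\}$, which contains $B_j$, and for $i=1,2$ let $\mathcal A_i=\{A\notin\mathcal A_0:W_A\subseteq\langle X_i\cup T\rangle\}$. By (11), $\mathcal P=\mathcal A_0\sqcup\mathcal A_1\sqcup\mathcal A_2$.

*Both sides cannot be small.* Suppose $|\bigcup\mathcal A_1|$ and $|\bigcup\mathcal A_2|$ are at most $m/2$. Merge each nonempty $\mathcal A_i$, $i=1,2$, into one part. Since $W$ is contained in both $\langle X_i\cup T\rangle$, Lemma 10 and (11) show that the new parts have interfaces in $W$; the parts in $\mathcal A_0$ had this already. So all points of the new partition lie in $T$, its center is a restriction of $N$, and it is admissible. As $N$ is not graphic while the triangle is, $\mathrm{Pt}\ne T$. So the number of points has dropped, contradicting minimality.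

*So one side is a single vertex.* Interchanging $V_1$ and $V_2$ if necessary, let $|\bigcup\mathcal A_2|>m/2$. Merge $\mathcal A_0\cup\mathcal A_1$ into one part $B$, $|B|<m/2$. By Lemma 10 and (11), $W_B\subseteq W$. So no new point appears, the new center is a restriction of $N$, and the new partition is admissible. Minimality forces the number of parts not to drop, so $\mathcal A_0\cup\mathcal A_1=\{B_j\}$. In particular, $W_i\ne W_j$ for $i\ne j$, and $\mathcal A_1=\emptyset$. Suppose there were some $e\in X_1$. It lies in some $W_A$. Since $e\notin W$, we have $A\notin\mathcal A_0$. Since $e\in\langle X_1\cup T\rangle\setminus W$, (11) shows $e\notin\langle X_2\cup T\rangle$, so $A\notin\mathcal A_2$. This leaves $A\in\mathcal A_1=\emptyset$, which is impossible. Hence $X_1=\emptyset$. The connected graph $G[V_1]$ has no edges at all, so it is a single vertex $v_j$ without loops, and its incident edges are exactly $T$. This proves (10).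

**Step 5: build a graph-like map with kernel $D$.** Distinct line indices have distinct vertices, since $v_i=v_j$ would give $T_i=T_j$ and $W_i=W_j$. For $e\in\mathrm{Pt}$ let $J(e)=\{j:e\in W_j\}$, which is nonempty. If $j\in J(e)$ is a line index, then $e$ is not a loop and has $v_j$ as an end. So $J(e)$ contains at most two line indices, located at different ends of $e$.

Form $G'$ by subdividing each edge $e$ of $G$ into $|J(e)|$ edges labeled $(e,j)$, $j\in J(e)$, in such a way that $(e,j)$ is incident with $v_j$ whenever $j$ is a line index. This is possible: put such an edge at the corresponding end of the path, and if both ends are requested, $|J(e)|\ge2$. Define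
$$\psi_j:W_j^*\to\mathbb F_2^{V(G')},\qquad\psi_j(\xi)=\sum_{e\in W_j\setminus\{0\}}\xi(e)\,\partial(e,j).$$
This is linear in $\xi$. If $\dim W_j\le1$, its values are $0$ or a single $\partial(e,j)$, of weight $0$ or $2$. If $\dim W_j=2$, a nonzero functional $\xi$ equals $1$ on exactly two of the three points of $W_j$. The two corresponding edges of $G'$ are not loops and share the vertex $v_j$, so the value is $\mathbf 1_a+\mathbf 1_b$ with $a,b$ their other ends: weight $0$ or $2$. So $\Psi$ is graph-like. (If no subdivision is needed at a star with ends $a,b,c$, the three nonzero functionals give $\mathbf 1_a+\mathbf 1_b$, $\mathbf 1_b+\mathbf 1_c$, $\mathbf 1_a+\mathbf 1_c$.)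

It remains to compute the kernel. The edges of $G'$ are exactly the pairs $(e,j)$ with $e\in W_j\setminus\{0\}$. So $\Psi\xi=0$ if and only if $y_{(e,j)}:=\xi_j(e)$ is in the cycle space of $G'$. Subdivision vertices have degree $2$, so this holds if and only if there is $z$ in the cycle space of $G$ with $\xi_j(e)=z_e$ for all $e$ and all $j\in J(e)$. By (2), $\{(x(e))_{e\in\mathrm{Pt}}:x\in V^*\}=\mathcal C(N)^\perp$, and since $\mathcal C(N)$ is the cut space of $G$, this is the cycle space of $G$. Therefore $\Psi\xi=0$ if and only if some $x\in V^*$ satisfies $\xi_j(e)=x(e)$ for all $j$ and all $e\in W_j\setminus\{0\}$, that is, $\xi_j=x|_{W_j}$ for all $j$. So $\ker\Psi=D$, which is (G\*). $\square$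

## 10. Induction on the number of checks

The last ingredient is the inequality that makes the induction close with exponent $5$.

**Lemma 12.** If $\frac12\ge x_1\ge\dots\ge x_d>0$ and $\sum_jx_j=1$, then $\sum_j4(6j-5)x_j^5\le1$.

*Proof.* Since the $x_j$ are ordered with sum $1$, $x_j\le1/j$; also $d\ge2$. For $j\ge3$, $(6j-5)x_j^4\le(6j-5)/j^4\le\frac{13}{81}$: there is equality in the last step at $j=3$, and for $j\ge4$ the quantity is at most $6/j^3\le\frac6{64}<\frac{13}{81}$. Let $y=\sum_{j\ge3}x_j\in[0,1]$. Then $x_1+x_2=1-y$ and $x_2\le x_1$ give $x_2\le(1-y)/2$. With $x_1\le\frac12$,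
$$\sum_j(6j-5)x_j^5\le g(y):=\frac1{32}+\frac7{32}(1-y)^5+\frac{13}{81}\,y .$$
The function $g$ is convex on $[0,1]$, $g(0)=\frac14$, and $g(1)=\frac1{32}+\frac{13}{81}<\frac14$. So $g\le\frac14$. $\square$

*Proof of Theorem 2.* Induct on $m$. For $m=0$ both sides vanish, and for $m=1$ we have $\mathrm{Var}_\phi f=\mathcal V_e(f)$. Let $m\ge2$.

**Step 1: factor the variance over blocks.** Take the partition of Proposition 11, numbered so that $m_j=|B_j|$ is non-increasing. Represent $\phi$ by Lemma 9, with $C$ in cases (G) and (R) and with $D$ in case (G\*). By Lemma 6 in the graph-like cases and Lemma 7 in case (R), there is an ordering rule with $\tau_j\le\bar\tau_j:=4(6j-5)$. So Lemma 5 holds with $\bar\tau_j$ in place of $\tau_j$ and $\mathcal V_j=\mathcal V_{B_j}$.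

**Step 2: apply the induction hypothesis inside a block.** Given $S\setminus B_j=R$, the law of $X=S\cap B_j$ is proportional to its $p$-weight times $2^{-r(X\cup R)}$, hence to its $p$-weight times $2^{-r_{M/R}(X)}$. So it is the random cluster measure of $(M/R)|B_j$ with parameters $p|_{B_j}$. This is a minor of $M$, hence regular, and it has $m_j\le m/2<m$ elements. Its single-site conditional laws are those of $\phi$. Apply the induction hypothesis for each $R$ and average over $R$:
$$\mathcal V_{B_j}(f)\le m_j^5\sum_{e\in B_j}\mathcal V_e(f).$$

**Step 3: choose the weights.** Put $\lambda_j=1/(\bar\tau_jm_j^5)$ in Lemma 5. Then $\lambda_j\bar\tau_j\mathcal V_{B_j}(f)\le\sum_{e\in B_j}\mathcal V_e(f)$, and by Lemma 12 with $x_j=m_j/m$,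
$$\mathrm{Var}_\phi f\le\Big(\sum_j\bar\tau_jm_j^5\Big)\sum_e\mathcal V_e(f)\le m^5\sum_e\mathcal V_e(f).\qquad\square$$

*Proof of Theorem 1.* By Theorem 2, Lemma 3 applies with $\kappa=c^5$: $P$ is positive semidefinite and has gap at least $\gamma=1/(2c^6)$. Lemma 4 then gives
$$t_{\rm mix}\le5c+1+2\ln4\cdot c^6+c^7(\ln160+2\ln c).$$
Since $c\ge1$, the first three terms are at most $c^7(6+2\ln4)$, and $6+2\ln4+\ln160<8.78+5.08<14$. So $t_{\rm mix}\le c^7(14+2\ln c)$. Also $14+2\ln c\le14c$, because equality holds at $c=1$ and the derivative $2/c$ is at most $14$ for $c\ge1$. For $c=0$, $\pi$ is uniform and one step samples it exactly. $\blacksquare$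

This proves the conjecture of Section 2.

## 11. Binary matroids without an $F_7$ or an $F_7^*$ minor

The argument used only a few properties of the class of regular matroids. We record precisely which ones.

**Theorem 13.** Let $\mathcal M$ be a class of binary matroids, closed under isomorphism and minors, such that every simple member is graphic, cographic, of rank at most $\rho$, or a 1-, 2- or 3-sum of two members. Let $a=\max(5,\rho+3)$. Then $\mathrm{Var}_\phi f\le m^a\sum_e\mathcal V_e(f)$ for all $M\in\mathcal M$ on $m$ elements. For $M[h]\in\mathcal M$ with $c\ge1$ and all $\beta_i>0$, the code Swendsen–Wang gap is at least $1/(2c^{a+1})$ and $t_{\rm mix}\le c^{a+2}(14+2\ln c)$. If "rank at most $\rho$" is replaced by "rank at most 3, or of rank at most 5 without 3-element circuits", then $a=5$.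

*Proof.* Regularity was used in three places. Minor-closure was used for the singleton partition, for restrictions of centers and of $N_2$, and for $(M/R)|B_j$; this holds in $\mathcal M$, and the restriction of the triangle $T$ in Step 4 of Proposition 11 is a restriction of $N\in\mathcal M$. The statement (Sey) was used only for the simple matroid $N$; the hypothesis on $\mathcal M$ replaces it. The third place is the exceptional case (R). So replace "regular" by "in $\mathcal M$" throughout. In the exceptional case use the representation with $C$, the sum map into $\langle\mathrm{Pt}\rangle$ and the natural order. Let $x_j=m_j/m$.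

In the graph-like cases $\sum_j\bar\tau_jx_j^a\le\sum_j\bar\tau_jx_j^5\le1$, since $x_j\le1$ and $a\ge5$. If $N$ has rank at most $\rho$, then $|K_j|\le4$ and $|\mathcal S_j|\le2^\rho$, so
$$\sum_j\tau_jx_j^a\le2^{\rho+2}\,x_1^{a-1}\sum_jx_j\le2^{\rho+2}\,2^{-(a-1)}=2^{\rho+3-a}\le1 .$$
If the rank is at most $3$, then $|\mathcal S_j|\le\min(4^{j-1},8)$, and $\tau_j\le4\min(4^{j-1},8)$ is at most $4,16,32$ for $j=1,2,3$ and at most $32$ afterwards. So $\tau_j\le4(6j-5)$ and Lemma 12 applies. If the rank is at most $5$ and there is no 3-element circuit, then $\dim W_j\le1$ and Lemma 7 applies. The induction of Section 10 now runs with $m_j^a$ in place of $m_j^5$. Lemma 3 with $\kappa=c^a$ gives the gap, and Lemma 4 gives $t_{\rm mix}\le5c+1+2\ln4\cdot c^{a+1}+c^{a+2}(\ln160+2\ln c)\le c^{a+2}(14+2\ln c)$ as before. $\square$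

**Corollary 14.** Theorems 1 and 2 hold verbatim for the class $\mathcal M_0$ of binary matroids each of whose 3-connected minors is regular, $F_7$ or $F_7^*$. This class contains all binary matroids with no $F_7$ minor and all binary matroids with no $F_7^*$ minor.

*Proof.* $\mathcal M_0$ is closed under minors and contains the regular matroids. A member that is not 3-connected is a 1- or 2-sum of two matroids isomorphic to proper minors (Seymour 1980, (2.6); Oxley, Thm 8.3.1), and these are again members. A 3-connected member is regular, $F_7$ or $F_7^*$. If it is regular, (Sey) says that it is graphic, cographic, $R_{10}$ (rank 5, no 3-element circuit), or a sum of two regular matroids, which are members. $F_7$ has rank 3. $F_7^*$ has rank 4, and its circuits are the complements of the lines of the Fano plane, of size four, so it has no 3-element circuit. Theorem 13 applies with $a=5$.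

For the inclusions, $F_7$ is a splitter for binary matroids with no $F_7^*$ minor (Seymour 1980, §7; Oxley, §12.2): a 3-connected binary matroid with an $F_7$ minor and no $F_7^*$ minor is $F_7$. If a 3-connected binary matroid with no $F_7^*$ minor is not regular, it has an $F_7$ minor by the excluded-minor characterization, so it is $F_7$. The other class follows by duality. $\square$

## 12. A family of codes with exponentially slow mixing

Some hypothesis on $M[h]$ is needed: for general binary matroids the polynomial bound is false.

**Proposition 15.** For every $k\ge11$ there is $h\in\{0,1\}^{7k\times3k}$ such that at $\beta=\frac12\ln2$ the code Swendsen–Wang dynamics has $t_{\rm mix}\ge\frac14(0.931)^{-k}$.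

*Proof.* Here $p=q=\frac12$, $n=3k$, $c=7k$. The plan is to show that the state $0$ carries at most half of the mass of $\pi$, but that for a suitable $h$ the chain hardly ever leaves it.

**Step 1: $\pi(0)\le\frac12$ for every $h$.** A satisfied check has weight $1$ and a violated one $\frac12$, so
$$Z=\sum_x\prod_i\Big(\tfrac34+\tfrac14(-1)^{h_i\cdot x}\Big)=\sum_{U\subseteq E}\big(\tfrac34\big)^{c-|U|}\big(\tfrac14\big)^{|U|}\sum_x(-1)^{(\sum_{i\in U}h_i)\cdot x} .$$
Each character sum over $x$ is $0$ or $2^n$, so keeping only $U=\emptyset$ gives $Z\ge2^n(3/4)^c$. The state $0$ has weight $1$, hence $\pi(0)\le2^{-n}(4/3)^c=(2048/2187)^k\le\frac12$ for $k\ge11$.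

**Step 2: for some $h$, the state $0$ is almost absorbing.** From $x=0$ all checks are satisfied, so $S$ is a uniform random subset of $E$, and the chain stays at $0$ if $\ker h_S=0$. So $\delta(h):=1-P(0,0)\le\Pr_S[\ker h_S\ne0]$. Take $h$ uniformly random, independent of $S$. A fixed $x\ne0$ lies in $\ker h_S$ with probability $2^{-|S|}$, so
$$\Pr[\ker h_S\ne0\mid S]\le\min(1,2^{n-|S|})\le(4/3)^{n-|S|} .$$
(If $n\ge|S|$ the right side is at least $1$; otherwise $2^{n-|S|}\le(4/3)^{n-|S|}$.) Since $\mathbb E(3/4)^{|S|}=(\frac12+\frac12\cdot\frac34)^c=(7/8)^c$,
$$\mathbb E_h\delta(h)\le(4/3)^n(7/8)^c=\big((4/3)^3(7/8)^7\big)^k\le0.931^k ,$$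
and we may pick $h$ with $\delta(h)\le0.931^k$.

**Step 3: conclude.** For this $h$, $P^t(0,0)\ge(1-\delta)^t\ge1-t\delta$. So $\|P^t(0,\cdot)-\pi\|_{TV}\ge P^t(0,0)-\pi(0)\ge1-t\delta-\frac12>\frac14$ whenever $t\delta<\frac14$. Hence $t_{\rm mix}\ge\frac1{4\delta}\ge\frac14(0.931)^{-k}$. $\square$
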